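\title{The minimum compatibility degree of four dichotomic qubit measurements}

\begin{abstract}
We show that any four two-outcome measurements on a qubit become jointly measurable when each is mixed with white noise at visibility $2/\sqrt{13}$, and that this value is optimal. We also determine the region of unequal visibilities $(s_1,\dots,s_4)$ that make every quadruple compatible, and we classify the extremal quadruples: three coplanar Bloch axes at mutual angles $60^\circ$ together with the orthogonal axis. The question reduces to the best constant in an inequality between $\sum_i|b_i|$ and $\max_{\epsilon}|\sum_i\epsilon_ib_i|$ for four vectors in $\mathbb R^3$. We bound the maximum from below by an average over negatively correlated random signs, with correlations chosen from the linear relation among the four vectors.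
\end{abstract}

\section{Introduction}\label{sec:intro}

A \emph{dichotomic measurement} on $\mathbb C^d$ is a pair $(E,I-E)$ of Hermitian $d\times d$ matrices with $0\preceq E\preceq I$. In the state $\rho$ it returns $+1$ with probability $\operatorname{tr}(\rho E)$ and $-1$ otherwise. The matrix $E$ is called an \emph{effect}, and we identify the measurement with it. A tuple $E=(E_1,\dots,E_g)$ of effects is \emph{compatible} if there is a \emph{joint POVM}, that is, a family $\{G_\epsilon\}_{\epsilon\in\{\pm1\}^g}$ with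
\begin{equation}\label{eq:joint}
G_\epsilon\succeq0,\qquad \sum_\epsilon G_\epsilon=I,\qquad \sum_{\epsilon:\,\epsilon_i=+1}G_\epsilon=E_i\quad(i=1,\dots,g).
\end{equation}
A single measurement with outcomes $\epsilon$ then reproduces all $g$ measurements: the $i$-th coordinate of its outcome has the statistics of $E_i$ in every state.

Noise restores compatibility. For $s\in[0,1]$ put
\[
E_i^{(s)}=sE_i+(1-s)\,\frac I2 ,
\]
the measurement that performs $E_i$ with probability $s$ and otherwise reports a fair coin. At $s=1/g$ every tuple is compatible: choose an index uniformly at random, perform that measurement, and toss coins for the other coordinates. The \emph{compatibility degree} $s^*(E)$ is the largest $s\in[0,1]$ for which $(E_1^{(s)},\dots,E_g^{(s)})$ is compatible, and the \emph{minimum compatibility degree} $s_{\mathbb C}(d,g)$ is the infimum of $s^*(E)$ over all $g$-tuples of effects on $\mathbb C^d$. A small degree means that the incompatibility survives much noise, so $s_{\mathbb C}(d,g)$ measures how incompatible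 $g$ dichotomic measurements in dimension $d$ can be.

For a qubit the picture is geometric. With the Pauli matrices
\[
\sigma_1=\begin{pmatrix}0&1\\1&0\end{pmatrix},\quad \sigma_2=\begin{pmatrix}0&-\mathrm i\\ \mathrm i&0\end{pmatrix},\quad \sigma_3=\begin{pmatrix}1&0\\0&-1\end{pmatrix}
\]
and $v\cdot\sigma=\sum_kv_k\sigma_k$, the rank-one projections on $\mathbb C^2$ are the matrices $\frac12(I+a\cdot\sigma)$ with $a\in\mathbb R^3$, $|a|=1$; the vector $a$ is the \emph{Bloch vector}. For $g\le3$ orthogonal Bloch vectors are the worst case and $s_{\mathbb C}(2,g)=1/\sqrt g$ (Example~\ref{ex:orth}). Four orthogonal vectors do not fit into $\mathbb R^3$, so $g=4$ is the first case in which the dimension matters. The bounds $\frac12\le s_{\mathbb C}(2,4)\le\frac1{\sqrt3}$ and $s_{\mathbb C}(2,4)\le\frac2{\sqrt{13}}$ are known, and the problem, taken from \cite{BEKMN}, is to prove or disprove that the last bound is an equality. It is.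

\begin{theorem}\label{thm:A}
$s_{\mathbb C}(2,4)=2/\sqrt{13}$, and the infimum is attained.
\end{theorem}

\begin{theorem}\label{thm:C}
A quadruple of effects on $\mathbb C^2$ has compatibility degree exactly $2/\sqrt{13}$ if and only if all $E_i$ are rank-one projections and, after reordering and replacing some $E_i$ by $I-E_i$, their Bloch vectors satisfy $a_1+a_2+a_3=0$ and $a_4\perp a_1,a_2,a_3$.
\end{theorem}

Replacing $E_i$ by $I-E_i$ changes $a_i$ to $-a_i$, so only the axes $\mathbb Ra_i$ matter: the extremal quadruples are three coplanar axes at mutual angles $60^\circ$ together with the orthogonal axis.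

The method also covers unequal noise. Let $\Gamma(2,g)$ be the set of $s=(s_1,\dots,s_g)\in[0,1]^g$ such that $(E_1^{(s_1)},\dots,E_g^{(s_g)})$ is compatible for every $g$-tuple of effects on $\mathbb C^2$. For $u\in[0,\infty)^3$ with entries sorted as $u_1\le u_2\le u_3$, put
\begin{equation}\label{eq:F}
F(u)=\begin{cases}u_2+u_3,& u_1(u_2+u_3)\le u_2u_3,\\[4pt]
\dfrac{(u_1u_2+u_1u_3+u_2u_3)^2}{4u_1u_2u_3},&\text{otherwise.}\end{cases}
\end{equation}

\begin{theorem}\label{thm:B}
Let $s\in[0,1]^4$ be sorted as $s_1\le s_2\le s_3\le s_4$. Then $s\in\Gamma(2,4)$ if and only if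
\[
s_4^2+F(s_1^2,s_2^2,s_3^2)\le1 .
\]
\end{theorem}

For $s_1=\dots=s_4=s$ the condition reads $s^2(1+\frac94)\le1$, in agreement with Theorem~\ref{thm:A}. In the first case of \eqref{eq:F}, for instance for $s_1=0$, it reads $s_2^2+s_3^2+s_4^2\le1$ and does not involve $s_1$: a sufficiently noisy fourth measurement can be added at no cost. The second case occurs exactly when all $u_i$ are positive and $1/u_1<1/u_2+1/u_3$, that is, when the numbers $1/u_i$ are the sides of a nondegenerate triangle.

The proofs use only the definitions. Section~\ref{sec:reduction} turns the problem into an inequality for vectors in $\mathbb R^3$, and Section~\ref{sec:examples} tests it on the natural candidates for the extremum. Section~\ref{sec:signs} contains the main estimate. Theorems~\ref{thm:A} and~\ref{thm:C} follow in Section~\ref{sec:uniform}, and Theorem~\ref{thm:B} in Section~\ref{sec:unequal}.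

\section{From effects to vectors in $\mathbb R^3$}\label{sec:reduction}

\begin{lemma}\label{lem:ops}
\begin{enumerate}
\item[(a)] The set of compatible $g$-tuples is compact and convex.
\item[(b)] It is invariant under permutations of the entries and under $E_i\mapsto I-E_i$.
\item[(c)] A subtuple of a compatible tuple is compatible. If $(E_1,\dots,E_g)$ is compatible and $q\in[0,1]$, then $(E_1,\dots,E_g,qI)$ is compatible.
\end{enumerate}
\end{lemma}

\begin{proof}
(a) The families with $G_\epsilon\succeq0$ and $\sum_\epsilon G_\epsilon=I$ form a compact convex set, and the compatible tuples are its image under a linear map. (b) Relabel the outcomes $\epsilon$. (c) Sum the joint POVM over the discarded coordinates; for the second claim take $G_{(\epsilon,+1)}=qG_\epsilon$ and $G_{(\epsilon,-1)}=(1-q)G_\epsilon$.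
\end{proof}

We call the effects $qI$, $q\in[0,1]$, \emph{trivial}; the noisy version of a trivial effect is trivial. Since $(I-E_i)^{(s)}=I-E_i^{(s)}$, the operations in (b) preserve the degree. The tuple $(I/2,\dots,I/2)$ is compatible and $E_i^{(ts)}=tE_i^{(s)}+(1-t)I/2$ for $t\in[0,1]$, so by (a) the values of $s$ at which a fixed tuple is compatible form the closed interval $[0,s^*(E)]$. Hence
\begin{equation}\label{eq:diag}
s_{\mathbb C}(2,g)=\max\{s\in[0,1]:(s,\dots,s)\in\Gamma(2,g)\}.
\end{equation}

Every Hermitian $2\times2$ matrix is $pI+v\cdot\sigma$ with $p\in\mathbb R$ and $v\in\mathbb R^3$. Because $v\cdot\sigma$ is traceless and $(v\cdot\sigma)^2=|v|^2I$, the eigenvalues are $p\pm|v|$; thus $pI+v\cdot\sigma\succeq0$ if and only if $|v|\le p$. For $b=(b_1,\dots,b_g)\in(\mathbb R^3)^g$ we call the vectors $\sum_i\epsilon_ib_i$, $\epsilon\in\{\pm1\}^g$, the \emph{sign sums} of $b$ and put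
\[
R(b)=\max_{\epsilon\in\{\pm1\}^g}\Big|\sum_i\epsilon_ib_i\Big| .
\]
This is a norm on $(\mathbb R^3)^g$: it is a maximum of seminorms, and $|b_i|\le R(b)$ because $b_i$ is half the difference of two sign sums. It does not change when the $b_i$ are permuted or some $b_i$ is replaced by $-b_i$.

Compatibility is membership in a convex set, so it can be tested by linear functionals. For noisy projections the test involves only $R$.

\begin{lemma}\label{lem:proj}
Let $E_i=\frac12(I+a_i\cdot\sigma)$ with $|a_i|=1$, and let $s\in[0,1]^g$. Then $(E_i^{(s_i)})_i$ is compatible if and only if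
\begin{equation}\label{eq:test}
\sum_is_i\,a_i\cdot b_i\le R(b)\qquad\text{for all }b\in(\mathbb R^3)^g .
\end{equation}
In particular $1/s^*(E)=\max\{\sum_ia_i\cdot b_i:R(b)=1\}$.
\end{lemma}

\begin{proof}
We have $E_i^{(s_i)}=\frac12(I+s_ia_i\cdot\sigma)$. Given $\sum_\epsilon G_\epsilon=I$, the marginal condition in \eqref{eq:joint} is equivalent to $\sum_\epsilon\epsilon_iG_\epsilon=2E_i^{(s_i)}-I=s_ia_i\cdot\sigma$.

Suppose $G_\epsilon=p_\epsilon I+v_\epsilon\cdot\sigma$ is a joint POVM. Then $|v_\epsilon|\le p_\epsilon$, $\sum_\epsilon p_\epsilon=1$ and $\sum_\epsilon\epsilon_iv_\epsilon=s_ia_i$, so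
\[
\sum_is_i\,a_i\cdot b_i=\sum_\epsilon v_\epsilon\cdot\sum_i\epsilon_ib_i\le\sum_\epsilon p_\epsilon R(b)=R(b).
\]

Conversely, assume \eqref{eq:test}. Recall that a point $w$ lies in a compact convex set $K$ if and only if $\langle w,b\rangle\le\max_{k\in K}\langle k,b\rangle$ for all $b$. For
\[
K=\operatorname{conv}\{(\epsilon_1v,\dots,\epsilon_gv):\epsilon\in\{\pm1\}^g,\ |v|\le1\}\subset(\mathbb R^3)^g
\]
the maximum is $\max_{\epsilon,v}v\cdot\sum_i\epsilon_ib_i=R(b)$, so $(s_ia_i)_i\in K$. Collecting the terms of the convex combination that have the same $\epsilon$, we obtain $p_\epsilon\ge0$ with $\sum_\epsilon p_\epsilon=1$ and vectors $|v_\epsilon|\le1$ such that $s_ia_i=\sum_\epsilon p_\epsilon\epsilon_iv_\epsilon$ for all $i$. The matrices $p_\epsilon(I+v_\epsilon\cdot\sigma)$ are positive semidefinite but need not sum to $I$. Since $(\epsilon,v)$ and $(-\epsilon,-v)$ give the same point of $K$, we can symmetrize: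
\[
G_\epsilon=\tfrac12\big[(p_\epsilon+p_{-\epsilon})I+(p_\epsilon v_\epsilon-p_{-\epsilon}v_{-\epsilon})\cdot\sigma\big]\succeq0 .
\]
The scalar part is even in $\epsilon$ and the vector part is odd. Hence the vector parts cancel in $\sum_\epsilon G_\epsilon=I$, the scalar parts cancel in $\sum_\epsilon\epsilon_iG_\epsilon$, and the latter equals $\frac12(s_ia_i+s_ia_i)\cdot\sigma$.

For the last claim let $M$ be the maximum, which exists because $R$ is a norm, and which is at least $1$ by the choice $b=(a_1,0,\dots,0)$. By homogeneity, \eqref{eq:test} with all $s_i=s$ says $sM\le1$.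
\end{proof}

The noise term $I/2$ enters here: it keeps the scalar part of $E_i^{(s_i)}$ equal to $\frac12$, which is the value produced by the symmetrized $G_\epsilon$.

To pass from projections to all effects, let $E$ have eigenvalues $1\ge\lambda_1\ge\lambda_2\ge0$ and let $P$ be the projection onto an eigenvector for $\lambda_1$. Put $w=1-\lambda_1+\lambda_2\in[0,1]$ and $q=\lambda_2/w\in[0,1]$ (any $q$ if $w=0$). Comparing eigenvalues gives
\begin{equation}\label{eq:decomp}
E=(1-w)\,P+w\,qI ,
\end{equation}
and $w=0$ exactly when $E$ is a rank-one projection.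

\begin{lemma}\label{lem:Gamma}
Let $s\in[0,1]^g$. Then $s\in\Gamma(2,g)$ if and only if $\sum_is_i|b_i|\le R(b)$ for all $b\in(\mathbb R^3)^g$.
\end{lemma}

\begin{proof}
If $\sum_is_i|b_i|>R(b)$ for some $b$, take unit vectors $a_i$ with $b_i=|b_i|a_i$. By Lemma~\ref{lem:proj} the noisy projections with these Bloch vectors are incompatible.

Now assume the inequality for all $b$. Since $a_i\cdot b_i\le|b_i|$ for unit $a_i$, Lemma~\ref{lem:proj} shows that every tuple of rank-one projections is compatible after the noise. The same holds for tuples of projections and trivial effects: replace the trivial entries by projections, discard these entries from the resulting compatible tuple, and adjoin the noisy trivial effects, using Lemma~\ref{lem:ops}(c). Finally write $E_i=(1-w_i)P_i+w_iq_iI$ as in \eqref{eq:decomp}. The tuple $E$ is the convex combination, over subsets $S\subseteq\{1,\dots,g\}$ with weights $\prod_{i\in S}(1-w_i)\prod_{i\notin S}w_i$, of the tuples with entry $P_i$ for $i\in S$ and $q_iI$ for $i\notin S$. The map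 $E_i\mapsto E_i^{(s_i)}$ is affine, so Lemma~\ref{lem:ops}(a) applies.
\end{proof}

By \eqref{eq:diag} and Lemma~\ref{lem:Gamma}, $1/s_{\mathbb C}(2,g)$ is the best constant $C$ in the inequality $\sum_i|b_i|\le C\,R(b)$ for $g$ vectors in $\mathbb R^3$. We call $\sum_i|b_i|/R(b)$ the \emph{ratio} of $b\neq0$. Theorem~\ref{thm:A} says that the largest ratio of four vectors is $\sqrt{13}/2$.

\section{Candidates for the extremum}\label{sec:examples}

\begin{example}[Independent signs and orthogonal axes]\label{ex:orth}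
A maximum is at least an average. For independent uniform signs $\mathbb E\,\epsilon_i\epsilon_j=0$ when $i\ne j$, so
\begin{equation}\label{eq:indep}
R(b)^2\ge\mathbb E\Big|\sum_i\epsilon_ib_i\Big|^2=\sum_i|b_i|^2 ,
\end{equation}
and the Cauchy--Schwarz inequality gives $\sum_is_i|b_i|\le|s|\,R(b)$ with $|s|^2=\sum_is_i^2$. Thus $|s|\le1$ implies $s\in\Gamma(2,g)$, and $s_{\mathbb C}(2,g)\ge1/\sqrt g$. For $g\le3$ take $b_i=s_ie_i$ with orthonormal $e_i$; then $R(b)=|s|$ and $\sum_is_i|b_i|=|s|^2$, so $|s|\le1$ is also necessary and $s_{\mathbb C}(2,g)=1/\sqrt g$. For $g=4$ the quadruple $(e_1,e_2,e_3,0)$ has ratio $\sqrt3$, and we recover $\frac12\le s_{\mathbb C}(2,4)\le\frac1{\sqrt3}$.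
\end{example}

Can a fourth vector raise the ratio above $\sqrt3$? The first guess is the most symmetric quadruple, and it suggests that the answer is no.

\begin{example}[Tetrahedron]\label{ex:tetra}
Let $\sqrt3\,a_1=(1,1,1)$, $\sqrt3\,a_2=(1,-1,-1)$, $\sqrt3\,a_3=(-1,1,-1)$, $\sqrt3\,a_4=(-1,-1,1)$. As $\sum_ia_i=0$, the sign sums have length $0$ (all signs equal), $2$ (one sign differs) or $4/\sqrt3$ (two against two, as in $a_1+a_2-a_3-a_4=(4,0,0)/\sqrt3$). So $R(a)=4/\sqrt3$ and the ratio is $\sqrt3$. Other test vectors do not help: if $\eta^{(k)}_i$ is the sign of the $k$-th coordinate of $a_i$, then $\sum_ia_i\cdot b_i=\frac1{\sqrt3}\sum_{k=1}^3e_k\cdot\sum_i\eta^{(k)}_ib_i\le\sqrt3\,R(b)$. By Lemma~\ref{lem:proj} the four tetrahedral projections have degree exactly $1/\sqrt3$, the same as three orthogonal ones.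
\end{example}

A less symmetric arrangement does better. Orthogonal blocks of vectors, suitably weighted, add their squared ratios; $\sqrt3$ arises as $1+1+1=3$ from three lines. A plane can hold three vectors, with squared ratio larger than $2$.

\begin{proposition}\label{prop:upper}
Let $a_1,\dots,a_4$ be unit vectors with $a_1+a_2+a_3=0$ and $a_4\perp a_1,a_2,a_3$. The projections with these Bloch vectors have degree at most $2/\sqrt{13}$.
\end{proposition}

\begin{proof}
The sign sums of $a_1,a_2,a_3$ are $0$ and $\pm2a_k$; for instance $a_1+a_2-a_3=-2a_3$. So this triple has ratio $\frac32$. For $b=(\lambda a_1,\lambda a_2,\lambda a_3,a_4)$ with $\lambda>0$ we get $R(b)^2=(2\lambda)^2+1$ and $\sum_ia_i\cdot b_i=\frac32\cdot2\lambda+1$. The quotient $\sum_ia_i\cdot b_i/R(b)$ is largest when $(2\lambda,1)$ is parallel to $(\frac32,1)$. With $\lambda=\frac34$ we have $R(b)^2=\sum_ia_i\cdot b_i=\frac{13}4$, and Lemma~\ref{lem:proj} gives $1/s^*\ge\sqrt{13}/2$.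
\end{proof}

The squared ratio is now $\frac94+1=\frac{13}4>3$. It remains to show that no quadruple exceeds it.

\section{Negatively correlated signs}\label{sec:signs}

The bound \eqref{eq:indep} ignores the dimension. The dimension gives one piece of information: four vectors in $\mathbb R^3$ satisfy a linear relation. To use it, average over a different distribution of signs. If $x_1,\dots,x_g$ are real numbers and the signs satisfy $\mathbb E\,\epsilon_i\epsilon_j=-x_ix_j$ for $i\ne j$, then
\begin{equation}\label{eq:corr}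
R(b)^2\ge\mathbb E\Big|\sum_i\epsilon_ib_i\Big|^2=\sum_i|b_i|^2-\sum_{i\ne j}x_ix_j\,b_i\cdot b_j=\sum_i(1+x_i^2)|b_i|^2-\Big|\sum_ix_ib_i\Big|^2 .
\end{equation}
When $x$ is a multiple of the linear relation, the last term vanishes and we gain $\sum_ix_i^2|b_i|^2$ over \eqref{eq:indep}.

\begin{example}[The relation $b_1+b_2+b_3=0$]\label{ex:trine}
Let $b_1+b_2+b_3=0$ and let $b_4$ be arbitrary. The patterns with $\epsilon_1=\epsilon_2=\epsilon_3$ waste the first three vectors, so we avoid them: let $(\epsilon_1,\epsilon_2,\epsilon_3)$ be uniform on the six nonconstant patterns and let $\epsilon_4$ be an independent uniform sign. Among the six patterns $\epsilon_1\epsilon_2=+1$ twice and $-1$ four times, so $\mathbb E\,\epsilon_i\epsilon_j=-\frac13$ for distinct $i,j\le3$, while $\mathbb E\,\epsilon_i\epsilon_4=0$. This is the situation of \eqref{eq:corr} with $x=(\frac1{\sqrt3},\frac1{\sqrt3},\frac1{\sqrt3},0)$. Hence $R(b)^2\ge\frac43(|b_1|^2+|b_2|^2+|b_3|^2)+|b_4|^2$, and by Cauchy--Schwarz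
\[
\Big(\sum_i|b_i|\Big)^2\le\Big(\tfrac34+\tfrac34+\tfrac34+1\Big)R(b)^2=\tfrac{13}4R(b)^2 .
\]
\end{example}

For a general relation two things are needed: a distribution of four signs with the prescribed correlations and $x$ as large as possible, and a proof that the relation of Example~\ref{ex:trine} yields the weakest gain. After sign changes of the $b_i$ the coefficients of the relation are nonnegative. They cannot be scaled up freely: for any three signs $\epsilon_i\epsilon_j+\epsilon_i\epsilon_k+\epsilon_j\epsilon_k\in\{3,-1\}$, so taking expectations forces $x_ix_j+x_ix_k+x_jx_k\le1$. For four signs this necessary condition is sufficient.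

\begin{lemma}\label{lem:dist}
Let $x_1,\dots,x_4\ge0$ satisfy $x_ix_j+x_ix_k+x_jx_k\le1$ for every three distinct indices. Then there is a probability distribution on $\{\pm1\}^4$ with $\mathbb E\,\epsilon_i\epsilon_j=-x_ix_j$ for all $i\ne j$.
\end{lemma}

\begin{proof}
The characters $\chi_S(\epsilon)=\prod_{i\in S}\epsilon_i$, $S\subseteq\{1,\dots,4\}$, satisfy $\sum_\epsilon\chi_S\chi_T=16$ if $S=T$ and $0$ otherwise. Therefore, for every real $t$, the function
\[
w(\epsilon)=\tfrac1{16}\Big[1-\sum_{i<j}x_ix_j\,\epsilon_i\epsilon_j+t\,\epsilon_1\epsilon_2\epsilon_3\epsilon_4\Big]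
\]
has $\sum_\epsilon w(\epsilon)=1$ and $\sum_\epsilon w(\epsilon)\epsilon_i\epsilon_j=-x_ix_j$. We choose $t$ so that $w\ge0$. Let $e_2=\sum_{i<j}x_ix_j$. The constant patterns require $1-e_2+t\ge0$, and the patterns with product $-1$ are helped by a small $t$, so we take $t=e_2-1$.

If $\epsilon_1\epsilon_2\epsilon_3\epsilon_4=1$, then $16w=e_2-\sum_{i<j}x_ix_j\epsilon_i\epsilon_j\ge0$, because all $x_ix_j\ge0$. If the product is $-1$, exactly one index $i$ carries the sign opposite to the other three. Let $T_i$ be the sum of $x_jx_k$ over the pairs not containing $i$, so that the pairs containing $i$ contribute $e_2-T_i$. Then $\sum_{j<k}x_jx_k\epsilon_j\epsilon_k=T_i-(e_2-T_i)$ and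
\[
16w=1-(2T_i-e_2)-(e_2-1)=2(1-T_i)\ge0 .\qedhere
\]
\end{proof}

The Cauchy--Schwarz step produces the weights $1/(1+x_i^2)$, which suggests writing $x_i=\tan\alpha_i$. The saturated constraint then becomes linear in the angles.

\begin{lemma}\label{lem:tan}
If $x_1,x_2,x_3\ge0$ and $x_1x_2+x_1x_3+x_2x_3=1$, then $\sum_{j=1}^3\arctan x_j=\pi/2$.
\end{lemma}

\begin{proof}
The nonzero complex number $\prod_{j=1}^3(1+\mathrm ix_j)$ has real part $1-(x_1x_2+x_1x_3+x_2x_3)=0$ and argument $\sum_j\arctan x_j\in[0,3\pi/2)$. The only zero of the cosine in this interval is $\pi/2$.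
\end{proof}

Let $b\in(\mathbb R^3)^4$. Since $4>3$, there is $c\ne0$ with $\sum_ic_ib_i=0$. Permuting the indices and replacing some $b_i$ by $-b_i$, which preserves $R(b)$ and permutes the lengths $|b_i|$, we may assume
\begin{equation}\label{eq:sorted}
\sum_{i=1}^4c_ib_i=0,\qquad c_1\ge c_2\ge c_3\ge c_4\ge0,\qquad c_1>0 .
\end{equation}

\begin{proposition}\label{prop:key}
Assume \eqref{eq:sorted} and let $s_1,\dots,s_4\ge0$.
\begin{enumerate}
\item[(i)] If $c_2>0$, put $x=\tau c$ with $\tau=(c_1c_2+c_1c_3+c_2c_3)^{-1/2}$, and $\alpha_i=\arctan x_i\in[0,\pi/2)$. Then $\alpha_1+\alpha_2+\alpha_3=\pi/2$ and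
\begin{equation}\label{eq:key}
\Big(\sum_is_i|b_i|\Big)^2\le\sum_i(1+x_i^2)|b_i|^2\cdot\sum_i\frac{s_i^2}{1+x_i^2}\le R(b)^2\sum_{i=1}^4s_i^2\cos^2\alpha_i .
\end{equation}
\item[(ii)] If $c_2=0$, then $b_1=0$ and $\big(\sum_is_i|b_i|\big)^2\le R(b)^2(s_2^2+s_3^2+s_4^2)$, which is the outer inequality of \eqref{eq:key} with $\alpha=(\pi/2,0,0,0)$.
\end{enumerate}
\end{proposition}

\begin{proof}
(i) Since $c_1c_2>0$, $\tau$ is well defined, and $x_1x_2+x_1x_3+x_2x_3=1$; Lemma~\ref{lem:tan} gives the sum of the angles. By the ordering in \eqref{eq:sorted}, the expression $x_ix_j+x_ix_k+x_jx_k$ is largest for the indices $1,2,3$, so Lemma~\ref{lem:dist} applies. As $\sum_ix_ib_i=\tau\sum_ic_ib_i=0$, \eqref{eq:corr} gives $R(b)^2\ge\sum_i(1+x_i^2)|b_i|^2$. The first inequality in \eqref{eq:key} is Cauchy--Schwarz for the vectors $\big(\sqrt{1+x_i^2}\,|b_i|\big)_i$ and $\big(s_i/\sqrt{1+x_i^2}\big)_i$, and $1/(1+x_i^2)=\cos^2\alpha_i$.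

(ii) The relation reduces to $c_1b_1=0$. Apply Example~\ref{ex:orth} to $(b_2,b_3,b_4)$.
\end{proof}

\begin{remark}\label{rem:scope}
The dimension $d=2$ is used through the Bloch ball in Section~\ref{sec:reduction} and through the relation \eqref{eq:sorted}; four orthonormal vectors in $\mathbb R^4$ have ratio $2$. The number four is used again in Lemma~\ref{lem:dist}, which fails for five signs: $x_i=1/\sqrt3$ satisfies all triple conditions and would need $\mathbb E\sum_{i<j}\epsilon_i\epsilon_j=-\frac{10}3$, whereas $(\sum_i\epsilon_i)^2\ge1$ gives $\sum_{i<j}\epsilon_i\epsilon_j\ge-2$. Finally, \eqref{eq:key} explains Example~\ref{ex:tetra}: for the relation $c=(1,1,1,1)$ all $\alpha_i$ equal $\pi/6$, and the squared ratio is at most $4\cdot\frac34=3$. A relation that involves the fourth vector increases the gain, so an extremal quadruple should have $c_4=0$.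
\end{remark}

\section{Equal noise: the constant and the extremal quadruples}\label{sec:uniform}

It remains to maximize a sum of squared cosines over three angles with sum $\pi/2$. The doubled angles $A_i=2\alpha_i$ have sum $\pi$, like the angles of a triangle, and $\cos^2\alpha_i=\frac12(1+\cos A_i)$.

\begin{lemma}\label{lem:cos}
Let $A_1,A_2,A_3\ge0$ with $A_1+A_2+A_3=\pi$, and let $y_1,y_2,y_3\in\mathbb R$. Then
\begin{equation}\label{eq:cos}
2\,(y_2y_3\cos A_1+y_1y_3\cos A_2+y_1y_2\cos A_3)\le y_1^2+y_2^2+y_3^2 .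
\end{equation}
Equality holds if the $A_i$ are the angles of a triangle with sides $y_i$, with $A_i$ opposite $y_i$. For $y_1=y_2=y_3=1$ the inequality reads $\sum_i\cos A_i\le\frac32$, with equality only for $A_1=A_2=A_3=\pi/3$.
\end{lemma}

\begin{proof}
Let $z_1,z_2,z_3$ be the planar unit vectors with polar angles $0$, $\pi-A_3$ and $(\pi-A_3)+(\pi-A_1)=2\pi-(\pi-A_2)$. Then $z_j\cdot z_k=-\cos A_i$ whenever $\{i,j,k\}=\{1,2,3\}$, and the right side of \eqref{eq:cos} minus the left side is $|\sum_iy_iz_i|^2\ge0$. For a triangle, adding the three laws of cosines $2y_jy_k\cos A_i=y_j^2+y_k^2-y_i^2$ gives equality. If $y_i=1$ and equality holds, then $z_j+z_k=-z_i$, so $2+2z_j\cdot z_k=1$, $\cos A_i=\frac12$ and $A_i=\pi/3$.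
\end{proof}

From now on $\gamma=\sqrt{13}/2$.

\begin{proof}[Proof of Theorem~\ref{thm:A}]
Let $b\in(\mathbb R^3)^4$ and apply Proposition~\ref{prop:key} with all $s_i=1$. In case (ii), $(\sum_i|b_i|)^2\le3R(b)^2$. In case (i), Lemma~\ref{lem:cos} with $A_i=2\alpha_i$ gives
\begin{equation}\label{eq:134}
\sum_{i=1}^4\cos^2\alpha_i=\frac32+\frac12\sum_{i=1}^3\cos A_i+\cos^2\alpha_4\le\frac32+\frac34+1=\frac{13}4 .
\end{equation}
In both cases
\begin{equation}\label{eq:ratio}
\sum_i|b_i|\le\gamma R(b),
\end{equation}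
so $s_{\mathbb C}(2,4)\ge1/\gamma$ by Lemma~\ref{lem:Gamma} and \eqref{eq:diag}. The projections of Proposition~\ref{prop:upper} have degree at most $1/\gamma$, hence exactly $1/\gamma$.
\end{proof}

The classification has two steps: excluding effects that are not projections, and reading off the equality case of \eqref{eq:ratio}. For the first step, \eqref{eq:decomp} writes a quadruple as a mixture of two quadruples, one of which contains a trivial effect and is therefore far from extremal. We need to know how the degree behaves under mixing.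

\begin{lemma}\label{lem:convex}
Let $E',E''$ be $g$-tuples of effects that are compatible at noise levels $s',s''\in(0,1]$, and let $E=(1-w)E'+wE''$ with $w\in[0,1]$. Then $1/s^*(E)\le(1-w)/s'+w/s''$.
\end{lemma}

\begin{proof}
Define $s\in(0,1]$ by $1/s=(1-w)/s'+w/s''$ and put $\theta=(1-w)s/s'$, so that $1-\theta=ws/s''$. Then
\[
s\big(E_i-\tfrac I2\big)=\theta\,s'\big(E'_i-\tfrac I2\big)+(1-\theta)\,s''\big(E''_i-\tfrac I2\big),
\]
that is, $E_i^{(s)}=\theta E_i'^{(s')}+(1-\theta)E_i''^{(s'')}$. By Lemma~\ref{lem:ops}(a), $s\le s^*(E)$.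
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:C}]
Reordering and the maps $E_i\mapsto I-E_i$ preserve the degree, so the ``if'' direction is contained in the proof of Theorem~\ref{thm:A}. Let $s^*(E)=1/\gamma$.

\emph{All $E_i$ are rank-one projections.} Suppose that $E_1$, say, is not. Then $E_1=(1-w)P+w\,qI$ with $w>0$ by \eqref{eq:decomp}, and $E=(1-w)E'+wE''$ with $E'=(P,E_2,E_3,E_4)$ and $E''=(qI,E_2,E_3,E_4)$. The quadruple $E'$ is compatible at level $1/\gamma$ by Theorem~\ref{thm:A}. The quadruple $E''$ is compatible at level $1/\sqrt3$, by Example~\ref{ex:orth} for $(E_2,E_3,E_4)$ and Lemma~\ref{lem:ops}(c). Lemma~\ref{lem:convex} gives $\gamma\le(1-w)\gamma+w\sqrt3<\gamma$, a contradiction.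

\emph{The Bloch vectors point along an extremal $b$.} Let $a_i$ be the Bloch vectors. By Lemma~\ref{lem:proj} there is $b$ with $R(b)=1$ and $\sum_ia_i\cdot b_i=\gamma$. With \eqref{eq:ratio},
\[
\gamma=\sum_ia_i\cdot b_i\le\sum_i|b_i|\le\gamma ,
\]
so $\sum_i|b_i|=\gamma$ and $b_i=|b_i|a_i$ for all $i$. Bring $b$ to the form \eqref{eq:sorted}, applying the same permutation and sign changes to the $a_i$; this reorders the $E_i$ and replaces some of them by $I-E_i$.

\emph{The triple.} Case (ii) of Proposition~\ref{prop:key} would give $\gamma^2\le3$. In case (i), with all $s_i=1$, the left end of \eqref{eq:key} is $\frac{13}4$ and the right end is at most $\frac{13}4$ by \eqref{eq:134}, so equality holds throughout. Equality in \eqref{eq:134} forces $\alpha_4=0$ and $A_1=A_2=A_3=\pi/3$, hence $x=(\frac1{\sqrt3},\frac1{\sqrt3},\frac1{\sqrt3},0)$. Equality in Cauchy--Schwarz means that $(1+x_i^2)|b_i|=\lambda$ does not depend on $i$, so $|b_1|=|b_2|=|b_3|=\frac34\lambda$ and $|b_4|=\lambda$, with $\frac{13}4\lambda=\gamma$; in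 particular $\lambda>0$ and $\frac{13}4\lambda^2=1$. The relation $\sum_ix_ib_i=0$ reads $b_1+b_2+b_3=0$, and dividing by $\frac34\lambda$ gives $a_1+a_2+a_3=0$.

\emph{The fourth vector.} Since $b_1+b_2+b_3=0$, the vectors $2b_k\pm b_4$ with $k\le3$ are sign sums of $b$; for instance $-b_1-b_2+b_3\pm b_4=2b_3\pm b_4$. Therefore
\[
1=R(b)^2\ge\max_\pm|2b_k\pm b_4|^2=\tfrac94\lambda^2+\lambda^2+4|b_k\cdot b_4|=1+4|b_k\cdot b_4| ,
\]
so $b_k\cdot b_4=0$ and $a_4\perp a_1,a_2,a_3$.
\end{proof}

\section{Unequal noise}\label{sec:unequal}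

With weights $u_i=s_i^2$ the right side of \eqref{eq:key} leads to a weighted version of \eqref{eq:134}. Its solution is the function $F$; the two cases of \eqref{eq:F} correspond to a maximum at a vertex of the simplex of angles and a maximum in its interior.

\begin{lemma}\label{lem:F}
For $u\in[0,\infty)^3$,
\[
F(u)=\max\Big\{\sum_{i=1}^3u_i\cos^2\alpha_i:\ \alpha_i\ge0,\ \alpha_1+\alpha_2+\alpha_3=\pi/2\Big\}.
\]
\end{lemma}

\begin{proof}
Both sides are symmetric in $u$; let $u_1\le u_2\le u_3$.

\emph{Case $u_1(u_2+u_3)\le u_2u_3$.} The value $u_2+u_3$ is attained at $\alpha=(\pi/2,0,0)$. The upper bound is equivalent to $u_1\cos^2\alpha_1\le u_2\sin^2\alpha_2+u_3\sin^2\alpha_3$, which holds if $u_1=0$. If $u_1>0$, then $u_2,u_3>0$ and $u_1(\frac1{u_2}+\frac1{u_3})\le1$. Using $\cos\alpha_1=\sin(\alpha_2+\alpha_3)\le\sin\alpha_2+\sin\alpha_3$ and Cauchy--Schwarz,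
\[
u_1\cos^2\alpha_1\le u_1(\sin\alpha_2+\sin\alpha_3)^2\le u_1\Big(\frac1{u_2}+\frac1{u_3}\Big)\big(u_2\sin^2\alpha_2+u_3\sin^2\alpha_3\big).
\]

\emph{Case $u_1(u_2+u_3)>u_2u_3$.} Now all $u_i>0$ and $1/u_1<1/u_2+1/u_3$. To match \eqref{eq:cos} we need $y_jy_k=u_i$, which is solved by $y_i=\sqrt{u_1u_2u_3}/u_i$. With $A_i=2\alpha_i$, Lemma~\ref{lem:cos} gives $\sum_iu_i\cos A_i\le\frac12\sum_iy_i^2$, so
\[
\sum_iu_i\cos^2\alpha_i\le\frac12\sum_iu_i+\frac14\Big(\frac{u_2u_3}{u_1}+\frac{u_1u_3}{u_2}+\frac{u_1u_2}{u_3}\Big)=\frac{(u_1u_2+u_1u_3+u_2u_3)^2}{4u_1u_2u_3};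
\]
the last identity follows by expanding the square, whose cross terms are $2u_1u_2u_3\sum_iu_i$. The largest of the $y_i$ is $y_1$, and $y_1<y_2+y_3$, so the $y_i$ are the sides of a triangle, and its angles give equality.
\end{proof}

For the necessity part of Theorem~\ref{thm:B} we need a coplanar triple that replaces the triple $a_1+a_2+a_3=0$ of Proposition~\ref{prop:upper}. After a sign change of the middle vector, that triple consists of three consecutive sides of a regular hexagon, which span a half circle. We keep the half circle and vary the arcs.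

\begin{figure}[ht]
\centering
\begin{tikzpicture}[scale=2.6]
\draw[gray] (1,0) arc (0:180:1);
\draw[gray,dashed] (-1,0)--(1,0);
\draw[gray,dashed] (0,0)--(50:1);
\draw[gray,dashed] (0,0)--(125:1);
\draw[->,thick] (0:1)--(50:1);
\draw[->,thick] (50:1)--(125:1);
\draw[->,thick] (125:1)--(180:1);
\node[right] at (0:1) {$P_0$};
\node[above right] at (50:1) {$P_1$};
\node[above left] at (125:1) {$P_2$};
\node[left] at (180:1) {$P_3=-P_0$};
\node at (25:0.76) {$2b_1$};
\node at (87.5:0.66) {$2b_2$};
\node at (152.5:0.74) {$2b_3$};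
\node at (23:0.34) {\small $2\beta_1$};
\node at (87.5:0.28) {\small $2\beta_2$};
\node at (155:0.34) {\small $2\beta_3$};
\end{tikzpicture}
\caption{Three consecutive chords $2b_1,2b_2,2b_3$ of the unit half circle, with central angles $2\beta_1,2\beta_2,2\beta_3$ of sum $\pi$. The vectors $b_i$ have lengths $\sin\beta_i$, and all their sign sums lie in the unit disk.}\label{fig:chords}
\end{figure}

\begin{lemma}\label{lem:chords}
Let $\beta_1,\beta_2,\beta_3>0$ with $\beta_1+\beta_2+\beta_3=\pi/2$. There are coplanar vectors $b_1,b_2,b_3$ with $|b_i|=\sin\beta_i$ and $R(b_1,b_2,b_3)=1$.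
\end{lemma}

\begin{proof}
Let $P_0,P_1,P_2,P_3$ be the points of the unit circle with polar angles $0$, $2\beta_1$, $2\beta_1+2\beta_2$, $\pi$, and let $b_i=\frac12(P_i-P_{i-1})$, as in Figure~\ref{fig:chords}. A chord with central angle $2\beta_i$ has length $2\sin\beta_i$. Up to a global sign there are four sign sums. Since $P_3=-P_0$,
\[
b_1+b_2+b_3=-P_0,\qquad -b_1+b_2+b_3=-P_1,\qquad b_1+b_2-b_3=P_2 ,
\]
all of length $1$. The chord from polar angle $\vartheta$ to $\vartheta'>\vartheta$ has direction $\frac12(\vartheta+\vartheta')+\frac\pi2$, so $b_2$ makes the angle $\beta_1+\beta_2<\pi/2$ with $b_1$ and the angle $\beta_2+\beta_3<\pi/2$ with $b_3$. Hence $|b_1-b_2+b_3|^2=|b_1+b_2+b_3|^2-4\,b_2\cdot(b_1+b_3)\le1$.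
\end{proof}

\begin{lemma}\label{lem:planar}
Let $0\le s_1\le s_2\le s_3$. There are coplanar vectors $b_1,b_2,b_3$ with $R(b_1,b_2,b_3)\le1$ and $\sum_{i=1}^3s_i|b_i|=\sqrt{F(s_1^2,s_2^2,s_3^2)}$.
\end{lemma}

\begin{proof}
Let $u_i=s_i^2$. In the first case of \eqref{eq:F} take $b_1=0$ and $b_2\perp b_3$ with $|b_2|=\cos\theta$, $|b_3|=\sin\theta$, where $\theta\in[0,\pi/2]$ satisfies $(s_2,s_3)=\sqrt{s_2^2+s_3^2}\,(\cos\theta,\sin\theta)$. Then $R=1$ and $\sum_is_i|b_i|=\sqrt{s_2^2+s_3^2}$.

In the second case we use Lemma~\ref{lem:chords} and choose the arcs. A critical point of $\sum_is_i\sin\beta_i$ under the constraint $\sum_i\beta_i=\pi/2$ has $s_i\cos\beta_i$ independent of $i$, that is, $\cos^2\beta_i$ proportional to $\ell_i:=1/u_i$. If the numbers $\tau_i=\tan\beta_i$ satisfy $\tau_1\tau_2+\tau_1\tau_3+\tau_2\tau_3=1$, then $1/\cos^2\beta_1=1+\tau_1^2=(\tau_1+\tau_2)(\tau_1+\tau_3)$, so $\cos^2\beta_i$ is proportional to $\tau_j+\tau_k$. This leads to the following choice. Put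
\[
p=\tfrac12(\ell_1+\ell_2+\ell_3),\qquad t_i=p-\ell_i,\qquad Q=t_1t_2+t_1t_3+t_2t_3 .
\]
The triangle inequality for the $\ell_i$, which defines the second case, gives $t_i>0$; moreover $t_j+t_k=\ell_i$ and $t_1+t_2+t_3=p$. Let $\beta_i=\arctan(t_i/\sqrt Q)>0$. By Lemma~\ref{lem:tan}, $\sum_i\beta_i=\pi/2$, and
\[
\sin^2\beta_i=\frac{t_i^2}{t_i^2+Q}=\frac{t_i^2}{(t_i+t_j)(t_i+t_k)}=\frac{t_i^2}{\ell_j\ell_k}=\frac{t_i^2\,\ell_i}{\ell_1\ell_2\ell_3}.
\]
Since $s_i=\ell_i^{-1/2}$, the vectors of Lemma~\ref{lem:chords} satisfy $\sum_is_i|b_i|=\sum_it_i/\sqrt{\ell_1\ell_2\ell_3}=p/\sqrt{\ell_1\ell_2\ell_3}$. Finally $u_1u_2+u_1u_3+u_2u_3=2p\,u_1u_2u_3$, so $F(u)=p^2u_1u_2u_3=p^2/(\ell_1\ell_2\ell_3)$.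
\end{proof}

\begin{remark}\label{rem:planar}
No coplanar triple with $R\le1$ gives a larger value. Three coplanar vectors satisfy a relation, so Proposition~\ref{prop:key} applies with $b_4=0$, $c_4=0$, $s_4=0$, and Lemma~\ref{lem:F} bounds the right side by $F(s_1^2,s_2^2,s_3^2)$. Thus Theorem~\ref{thm:B} says that the worst case is always a coplanar triple plus an orthogonal axis, with the least noisy measurement on the axis.
\end{remark}

\begin{proof}[Proof of Theorem~\ref{thm:B}]
Let $u_i=s_i^2$, so $u_1\le\dots\le u_4$.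

\emph{Sufficiency.} Assume $u_4+F(u_1,u_2,u_3)\le1$ and let $b\in(\mathbb R^3)^4$. The permutation in \eqref{eq:sorted} depends on $b$ and need not respect the order of the $s_i$. Let $l$ be the index that it moves to the last place. By Proposition~\ref{prop:key}, in either case, there are angles $\alpha_i\ge0$ $(i\ne l)$ with sum $\pi/2$ such that $(\sum_is_i|b_i|)^2\le R(b)^2\big(u_l+\sum_{i\ne l}u_i\cos^2\alpha_i\big)$. By Lemma~\ref{lem:F} the bracket is at most $H_l:=u_l+F((u_i)_{i\ne l})$. We show that $H_l\le H_4$. For $v\in[0,\infty)^3$ let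
\[
m(v)=\min\Big\{\sum_iv_i\sin^2\alpha_i:\ \alpha_i\ge0,\ \alpha_1+\alpha_2+\alpha_3=\pi/2\Big\}=v_1+v_2+v_3-F(v),
\]
where the second equality is Lemma~\ref{lem:F}. Then $H_l=\sum_{i=1}^4u_i-m((u_i)_{i\ne l})$. The function $m$ is symmetric and nondecreasing in each argument, and the triple $(u_i)_{i\ne l}$, in increasing order, dominates $(u_1,u_2,u_3)$ entrywise. Hence $H_l\le H_4\le1$, so $\sum_is_i|b_i|\le R(b)$, and Lemma~\ref{lem:Gamma} gives $s\in\Gamma(2,4)$.

\emph{Necessity.} Let $s\in\Gamma(2,4)$ and $T=\sqrt{F(u_1,u_2,u_3)}$. Take $b_1,b_2,b_3$ from Lemma~\ref{lem:planar} and a unit vector $e$ orthogonal to a plane containing them. For $\varphi\in[0,\pi/2]$ let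
\[
b'=(\cos\varphi\,b_1,\ \cos\varphi\,b_2,\ \cos\varphi\,b_3,\ \sin\varphi\,e).
\]
By Pythagoras, $R(b')^2\le\cos^2\varphi+\sin^2\varphi=1$, so Lemma~\ref{lem:Gamma} gives $T\cos\varphi+s_4\sin\varphi\le1$. As $T,s_4\ge0$, the maximum of the left side over $\varphi\in[0,\pi/2]$ is $\sqrt{T^2+s_4^2}$. Hence $s_4^2+F(u_1,u_2,u_3)\le1$.
\end{proof}

\begin{thebibliography}{1}
\bibitem{BEKMN}
Andreas Bluhm, Eric Evert, Igor Klep, Victor Magron, Ion Nechita,
\emph{Inclusion constants for free spectrahedra with applications to quantum incompatibility},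
arXiv:2512.17706 (2025).
\end{thebibliography}
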